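# Why Pauli tomography costs $10^N/\varepsilon^2$ copies

## 1. Measurements on one copy at a time

Throughout, $N\ge 1$ is the number of qubits and $d=2^N$. All constants in $O,\Omega,\Theta$ are absolute: they do not depend on $N$, on $\varepsilon$ or on a failure probability. A state is a density matrix $\rho\in\mathbb C^{d\times d}$. A single-copy measurement is a POVM with finitely many outcomes, that is, positive semidefinite matrices $M_y$ with $\sum_yM_y=I$; on $\rho$ it returns $y$ with probability $\mathrm{tr}(M_y\rho)$.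

**Definition 1 (Pauli measurement).** For each qubit choose one of $\sigma_X,\sigma_Y,\sigma_Z$, possibly different ones for different qubits, and measure that qubit in the eigenbasis of the chosen operator.

Example. For $N=1$, $\rho=\frac12(I+r_X\sigma_X+r_Y\sigma_Y+r_Z\sigma_Z)$ and the choice $\sigma_Z$, the outcomes $\pm$ have probabilities $\frac12(1\pm r_Z)$. For $N=2$ and the choice $(\sigma_X,\sigma_Z)$, the four POVM elements are the projectors onto $|{\pm}\rangle\otimes|0\rangle$ and $|{\pm}\rangle\otimes|1\rangle$.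

**Definition 2 (Separable and block-separable POVMs).** A POVM is fully separable if each element is a sum of positive multiples of projectors onto product vectors $u_1\otimes\cdots\otimes u_N$. More generally, partition the qubits into blocks of $k_1,\dots,k_m$ qubits. A POVM is block-separable if each element is a positive combination of projectors onto vectors that are products across the blocks. Entanglement inside a block is allowed, and so is LOCC between blocks.

Example. On two qubits, measure the first in the $\sigma_Z$ basis, then the second in the $\sigma_Z$ basis if the outcome was $|0\rangle$ and in the $\sigma_X$ basis otherwise. The elements project onto $|00\rangle,|01\rangle,|1{+}\rangle,|1{-}\rangle$. This is fully separable, but it is not a Pauli measurement. The Bell basis measurement is not fully separable: a positive sum equal to a rank-one projector can contain only multiples of that projector, and a Bell vector is not a product. It is block-separable for the partition with one block of two qubits.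

**Definition 3 (Adaptive protocol).** At step $t$ the protocol chooses a POVM from the allowed class, as a function of the previous outcomes and of internal randomness, and applies it to a fresh copy of $\rho$. After $n$ steps it outputs a matrix $\hat\rho$, a function of the transcript (the list of outcomes) and the randomness. We do not require $\hat\rho$ to be a state.

Example. For $N=1$: measure the first copy in the $\sigma_Z$ basis, the second in the $\sigma_X$ basis if the outcome was $+$ and in the $\sigma_Y$ basis if it was $-$.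

One normalization costs nothing. If $M_y=\sum_j\lambda_{y,j}\psi_{y,j}$ with $\psi_{y,j}$ projectors onto unit product vectors, replace the outcome $y$ by the finer outcome $(y,j)$. The old outcome is a function of the new one, so the protocol only gains information; for instance the one-qubit "no measurement" $M=I$ becomes $|0\rangle\langle0|+|1\rangle\langle1|$. Hence every POVM may be taken of the form
$$\{\lambda_x\psi_x\},\qquad \lambda_x>0,\qquad \sum_x\lambda_x\psi_x=I,\qquad\text{so}\quad \sum_x\lambda_x=d, \tag{1}$$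
with each $\psi_x$ a product (or block-product) rank-one projector. Pauli measurements have this form with $\lambda_x=1$.

**Definition 4 (Copy complexity).** With $\|\cdot\|_1$ the trace norm, $n^*(N,\varepsilon)$ is the least $n$ for which some protocol with Pauli measurements on $n$ copies achieves $\Pr[\|\hat\rho-\rho\|_1<\varepsilon]\ge0.99$ for every $N$-qubit state $\rho$.

Example. Two states are at trace-norm distance at most $2$, so $n^*(N,\varepsilon)=0$ for $\varepsilon>2$: output $I/d$. The interesting range is small $\varepsilon$.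

## 2. Pauli strings, norms and divergences

**Definition 5 (Pauli strings).** $P,Q,R$ denote strings in $\{I,\sigma_X,\sigma_Y,\sigma_Z\}^{\otimes N}$. The weight $w(P)$ is the number of qubits where $P$ is not $I$. The sign $(-1)^{\langle P,Q\rangle}$ is defined by $PQ=(-1)^{\langle P,Q\rangle}QP$. Put $\tau(A)=\mathrm{tr}(A)/d$ and $A_Q=\tau(QA)$.

Since $\tau(PQ)$ is $1$ if $P=Q$ and $0$ otherwise, $A=\sum_QA_QQ$ and $\tau(AB)=\sum_QA_QB_Q$. For Hermitian $A$ all $A_Q$ are real. The sign is a product of one-qubit signs, and on one qubit two different non-identity Paulis anticommute.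

Example. $\sigma_X\otimes\sigma_Z$ and $\sigma_Z\otimes\sigma_X$ anticommute on both qubits, hence commute; both have weight $2$. For $A=|00\rangle\langle00|$ the nonzero coefficients are $A_Q=\frac14$ for $Q\in\{I,\sigma_Z\}^{\otimes2}$.

We shall use the orthogonality of signs:
$$\sum_R(-1)^{\langle R,P\rangle}(-1)^{\langle R,P'\rangle}=4^N\ \text{ if } P=P',\qquad 0\ \text{ otherwise.} \tag{2}$$
Indeed $PP'$ is a Pauli string $P''$ up to a phase, so the summand is $(-1)^{\langle R,P''\rangle}$, and the sum factorizes over qubits. A qubit where $P''$ is $I$ contributes $4$; any other contributes $1+1-1-1=0$.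

**Definition 6 (Norms).** $\|A\|$ is the operator norm, $\|A\|_1=\mathrm{tr}|A|$ the unnormalized trace norm, and $\|A\|_{(r)}=(\tau|A|^r)^{1/r}$ for $1\le r<\infty$ the normalized Schatten norm, with $\|A\|_{(\infty)}=\|A\|$.

Example. On one qubit, $\|\sigma_Z\|_1=2$ while $\|\sigma_Z\|_{(r)}=1$ for all $r$.

We recall Hölder: $|\tau(AB)|\le\|A\|_{(r)}\|B\|_{(r')}$ for $1/r+1/r'=1$, and $\|AB\|_{(r)}\le\|A\|_{(r_1)}\|B\|_{(r_2)}$ for $1/r=1/r_1+1/r_2$. Also $|\tau(AB)|\le\|A\|\cdot\frac1d\|B\|_1$, and $\|A\|_1^2\le d\,\mathrm{tr}A^2$ for Hermitian $A$ by Cauchy–Schwarz on the eigenvalues.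

**Definition 7 (Divergences).** For probability vectors $p,q$ on a finite set, with $q>0$ wherever $p>0$,
$$\mathrm{TV}=\tfrac12\sum_x|p_x-q_x|,\qquad \mathrm{KL}(p\|q)=\sum_xp_x\ln\frac{p_x}{q_x},\qquad \chi^2(p\|q)=\sum_x\frac{(p_x-q_x)^2}{q_x}.$$

Example. For $q=(\frac12,\frac12)$ and $p=(\frac{1+a}2,\frac{1-a}2)$ with $0\le a\le1$: $\mathrm{TV}=a/2$ and $\chi^2=a^2$.

The textbook facts are: $|E_pf-E_qf|\le2\,\mathrm{TV}$ if $|f|\le1$; Pinsker's inequality $\mathrm{TV}\le\sqrt{\mathrm{KL}/2}$; $\mathrm{KL}\le\ln(1+\chi^2)\le\chi^2$; and the chain rule: for two laws of a sequence of outcomes, the KL divergence is the sum over $t$ of the expectation, under the first law, of the KL divergence between the conditional laws of outcome $t$ given the past.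

## 3. Is the $10^N$ of Pauli tomography forced?

How many copies does one need if every copy is measured by a Pauli measurement, even with settings chosen adaptively? Three facts frame the question.

1. With Pauli measurements, $O\big(10^N\log(1/\delta)/\varepsilon^2\big)$ copies suffice for success probability at least $1-\delta$.
2. With Pauli measurements, even adaptive ones, $\Omega(9.118^N/\varepsilon^2)$ copies are necessary.
3. General single-copy measurements (for example SIC-POVMs or maximal MUBs) achieve $\Theta(8^N/\varepsilon^2)$, and this is optimal for single-copy measurements.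

The conjecture "The $10^N/\varepsilon^2$ upper bound is tight" asks to raise $9.118$ to $10$, with constants uniform in $N$ and $\varepsilon$. The problem is taken from Jayadev Acharya, Abhilash Dharmavarapu, Yuhan Liu, Nengkun Yu, "Pauli measurements are not optimal for single-copy tomography", arXiv:2502.18170 (2025). We prove that the conjecture is true.

**Theorem 1.** Let $c=10^{-9}$ and $\varepsilon_0=10^{-7}$. For all $N\ge1$ and $0<\varepsilon\le\varepsilon_0$, every possibly adaptive, possibly randomized protocol using Pauli measurements on $n$ copies with $\Pr[\|\hat\rho-\rho\|_1<\varepsilon]\ge0.99$ for all $N$-qubit $\rho$ satisfies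
$$n\ge c\,10^N/\varepsilon^2.$$
The same holds if each copy is measured by any adaptively chosen POVM (finitely many outcomes) whose elements are fully separable. Together with fact 1 (or the upper bound in Theorem 2), $n^*(N,\varepsilon)=\Theta(10^N/\varepsilon^2)$.

For blocks of $k_1,\dots,k_m$ qubits put $D_i=2^{k_i}$ and
$$\Gamma=\prod_{i=1}^m\Gamma_i,\qquad \Gamma_i=D_i^3+D_i^2-D_i .$$

**Theorem 2.** (a) For every $\gamma\in(0,\frac12]$ there are $c_\gamma,\varepsilon_\gamma>0$, depending only on $\gamma$, such that for all $N$, all partitions and all $0<\varepsilon\le\varepsilon_\gamma$, any adaptive protocol with block-separable single-copy measurements that achieves $\|\hat\rho-\rho\|_1<\varepsilon$ with probability at least $\frac12+\gamma$ for all $\rho$ needs $n\ge c_\gamma\Gamma/\varepsilon^2$. (b) $n=\lceil100\,\Gamma/\varepsilon^2\rceil$ copies suffice for probability at least $0.99$, using one fixed non-adaptive product measurement across blocks.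

So the optimal rate is $\Theta(\Gamma/\varepsilon^2)$ uniformly in the partition. Blocks of size $1$ give $\Gamma=10^N$: Pauli measurements are optimal, up to a constant, among all adaptive single-copy separable (in particular LOCC) measurements. One block gives $\Gamma=8^N+4^N-2^N=\Theta(8^N)$, which recovers fact 3. Blocks of fixed size $k\mid N$ give $(8^k+4^k-2^k)^{N/k}$. For instance, with $N=2$, two blocks give $100$ and one block gives $64+16-4=76$.

## 4. One qubit by hand, and the upper bound $10^N$

Take $N=1$, choose one of the three Pauli bases uniformly at random, and record the projector $\psi=\frac12(I\pm\sigma)$ of the outcome. As a POVM this has six elements $\frac13\psi$. Consider $\mathcal F(A)=\frac13\sum_\psi\mathrm{tr}(\psi A)\psi$. Since the six projectors sum to $3I$, $\mathcal F(I)=I$; and $\mathcal F(\sigma_Z)=\frac13\big(\frac{I+\sigma_Z}2-\frac{I-\sigma_Z}2\big)=\frac13\sigma_Z$, likewise for $\sigma_X,\sigma_Y$. So $\mathcal F^{-1}$ fixes $I$ and multiplies the other Paulis by $3$, which is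 $\mathcal F^{-1}(A)=3A-\mathrm{tr}(A)I$. The one-copy estimate
$$R=\mathcal F^{-1}(\psi)=3\psi-I=\tfrac12(I\pm3\sigma)$$
satisfies $E R=\mathcal F^{-1}(\mathcal F(\rho))=\rho$ and always $\mathrm{tr}R^2=\frac12(1+9)=5$.

For $N$ qubits choose the bases independently and set $R=\bigotimes_i(3\psi_i-I)$. Again $ER=(\mathcal F^{-1})^{\otimes N}\mathcal F^{\otimes N}(\rho)=\rho$, and $\mathrm{tr}R^2=5^N$. If $\hat\rho$ averages $n$ independent copies of $R$, then
$$E\|\hat\rho-\rho\|_1^2\le2^N\,E\,\mathrm{tr}(\hat\rho-\rho)^2\le 2^N\cdot\frac{5^N}{n}=\frac{10^N}n,$$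
and Markov's inequality gives error below $\varepsilon$ with probability at least $0.99$ once $n\ge100\cdot10^N/\varepsilon^2$. The number $10=1+9$ comes from the factor $3$ by which the estimator amplifies each Pauli coordinate. For the lower bound we shall look for perturbations of $I/d$ that exploit the same factor.

## 5. Correlation with a random Pauli perturbation

We hide a random sign vector in the state. Fix $a_P\ge0$ with $\sum_Pa_P^2=1$, to be chosen later, and put
$$v=\sum_{P\ne I}a_P^2,\qquad X_s=\sum_{P\ne I}a_Ps_PP,\qquad \rho_s=\frac1d(I+\eta X_s),\qquad s\in\{\pm1\}^{\mathcal P},\quad \mathcal P=\{P\neq I\}.$$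
The vector $s$ is uniform; $E_s$ and $\Pr$ refer to it. Note $\tau(X_s^2)=v$ for every $s$.

Example. For $N=1$ and $a_P^2=0.3$ for $P\ne I$, the eight states $\rho_s$ are the corners of a cube in the Bloch ball, and $\|X_s\|=\sqrt{0.9}$ for all $s$.

**Proposition 1.** Let $K>0$, $G=\{s:\|X_s\|\le K\}$, $\delta=\Pr(s\notin G)<1$, and let $\eta>0$ satisfy $\eta K\le\frac12$. Suppose that all POVMs used have the form (1) and that for some $\Gamma>0$ every $\psi=\psi_x$ occurring in them satisfies
$$\sum_Pa_P^4\,\mathrm{tr}(\psi P)^2\le\frac1\Gamma. \tag{3}$$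
If the protocol achieves $\Pr[\|\hat\rho-\rho\|_1<\varepsilon]\ge q$ for all $\rho$, and $K\varepsilon/\eta\le v$, then
$$(1-\delta)\Big[q\Big(2v-\frac{2K\varepsilon}\eta\Big)-v\Big]\ \le\ 2\eta\sqrt{\frac n\Gamma}+\delta v. \tag{4}$$

**Step 1: legal states, deterministic protocol, decoded signs.** This step turns an estimate of $\rho$ into a guess $\hat s$. For $s\in G$ we have $\mathrm{tr}\rho_s=1$, since $X_s$ is traceless, and $\rho_s\ge0$ because $\eta\|X_s\|\le\frac12$. The success probability averaged over $s$ uniform in $G$ and over the internal randomness is at least $q$. Fix the randomness at a value for which the average over $s$ is still at least $q$; the protocol is now deterministic. Let $\mathbb P_s,\mathbb E_s$ be the law and expectation of the transcript under $\rho_s$. From the transcript let $\hat s\in G$ be, by a fixed rule, an element with $\|\hat\rho-\rho_{\hat s}\|_1<\varepsilon$ if there is one, and a fixed element of $G$ otherwise. Define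
$$J(s)=\mathbb E_s\,\tau(X_sX_{\hat s}),\qquad \tau(X_sX_{\hat s})=\sum_{P\ne I}a_P^2s_P\hat s_P\in[-v,v].$$

**Step 2: a good estimate forces correlation.** Here the operator norm of $X_s$ enters, through duality with the trace norm. If the protocol succeeds on $\rho_s$, then $s$ itself is a candidate for $\hat s$, so a candidate exists and $\|\rho_s-\rho_{\hat s}\|_1<2\varepsilon$, i.e. $\frac1d\|X_s-X_{\hat s}\|_1<2\varepsilon/\eta$. Hence
$$\tau(X_sX_{\hat s})=v-\tau\big(X_s(X_s-X_{\hat s})\big)\ge v-\|X_s\|\cdot\tfrac1d\|X_s-X_{\hat s}\|_1\ge v-\frac{2K\varepsilon}\eta .$$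
If it fails, $\tau(X_sX_{\hat s})\ge-v$. With success probability $q_s$, $J(s)\ge-v+q_s(2v-2K\varepsilon/\eta)$. The bracket is nonnegative and the average of $q_s$ over $G$ is at least $q$. Since $G$ has probability $1-\delta$, $E_s[1_GJ]$ is at least the left side of (4).

**Step 3: correlation requires distinguishing $s$ from its neighbors.** Let $s^P$ be $s$ with coordinate $P$ flipped. Split according to whether $s^P\in G$:
$$E_s[1_GJ]=\sum_{P\ne I}a_P^2\Big(E_s\big[1_G(s)1_G(s^P)s_P\mathbb E_s\hat s_P\big]+E_s\big[1_G(s)1_{G^c}(s^P)s_P\mathbb E_s\hat s_P\big]\Big).$$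
Since $s^P$ is uniform, each second term is at most $\Pr(s^P\notin G)=\delta$ in absolute value, so these total at most $\delta v$. In the first term substitute $s\mapsto s^P$, which preserves the uniform law and flips the sign $s_P$; averaging the two expressions,
$$E_s\big[1_G1_G(s^P)s_P\mathbb E_s\hat s_P\big]=\tfrac12E_s\big[1_G1_G(s^P)s_P(\mathbb E_s\hat s_P-\mathbb E_{s^P}\hat s_P)\big]\le E_s\Big[1_G1_G(s^P)\sqrt{\tfrac12\mathrm{KL}(\mathbb P_s\|\mathbb P_{s^P})}\Big],$$
because $|\mathbb E_s\hat s_P-\mathbb E_{s^P}\hat s_P|\le2\,\mathrm{TV}\le\sqrt{2\,\mathrm{KL}}$. By Cauchy–Schwarz with weights $a_P^2$, of total $v\le1$, the first terms total at most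
$$\Big(\tfrac12E_s\Big[1_G(s)\sum_{P\ne I}a_P^2\,1_G(s^P)\,\mathrm{KL}(\mathbb P_s\|\mathbb P_{s^P})\Big]\Big)^{1/2}. \tag{5}$$

**Step 4: the information per copy.** Let $s,s^P\in G$. By the chain rule, $\mathrm{KL}(\mathbb P_s\|\mathbb P_{s^P})$ is a sum over $t$ of $\mathbb P_s$-expected conditional divergences. Given the past, the POVM $\{\lambda_x\psi_x\}$ at step $t$ is fixed, and its outcome probabilities under $\rho_s$ are $\frac{\lambda_x}d(1+\eta\,\mathrm{tr}(\psi_xX_s))$. For $s$ and for $s^P$ they are at least $\frac{\lambda_x}{2d}$, because $\eta K\le\frac12$. The two differ by $\frac{\lambda_x}d\,2\eta a_P|\mathrm{tr}(\psi_xP)|$. So the conditional KL divergence is at most the $\chi^2$ divergence, which is at most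
$$\sum_x\frac{\big(\frac{\lambda_x}d2\eta a_P\,\mathrm{tr}(\psi_xP)\big)^2}{\lambda_x/(2d)}=8\eta^2a_P^2\sum_x\frac{\lambda_x}d\,\mathrm{tr}(\psi_xP)^2 .$$
Multiply by $a_P^2$ and sum over $P$. The law $\mathbb P_s$ of the past does not depend on $P$, so (3) may be applied inside the expectation, for each past separately; with $\sum_x\lambda_x/d=1$, each step contributes at most $8\eta^2/\Gamma$. Hence for every $s\in G$
$$\sum_{P\ne I}a_P^2\,1_G(s^P)\,\mathrm{KL}(\mathbb P_s\|\mathbb P_{s^P})\le\frac{8\eta^2n}\Gamma,$$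
and (5) is at most $2\eta\sqrt{n/\Gamma}$. Together with Step 2 this is (4). $\square$

Adaptivity has been dealt with: all that matters is a bound (3) valid for every allowed $\psi$ separately.

The case $N=1$ is now complete by hand. Take $a_I^2=0.1$ and $a_\sigma^2=0.3$. The Bloch vector of a pure state has unit length, so the sum in (3) is $0.01+0.09=\frac1{10}$. With $K=1$, $\delta=0$, $v=0.9$, $q=0.99$, $\eta=20\varepsilon$ and $\varepsilon\le\frac1{40}$, (4) reads $0.99\cdot1.7-0.9=0.783\le40\varepsilon\sqrt{n/10}$, so $n\ge0.003/\varepsilon^2$.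

## 6. Choosing the weights: $8$, then $9$, then $10$

For larger $N$ we need two things at once: a small energy, meaning the left side of (3), and a good $K$. Start with the energy.

The first choice to try is uniform, $a_P^2=4^{-N}$. A pure state satisfies $\sum_P\mathrm{tr}(\psi P)^2=d$, because $\psi=\frac1d\sum_P\mathrm{tr}(\psi P)P$ and $\mathrm{tr}\psi^2=1$. So the energy is $16^{-N}2^N=8^{-N}$, for every pure $\psi$, product or entangled. This is where the attempt stops: the argument cannot see that the measurement is separable, so it can never give more than $8^N$, which fact 3 says is enough for global measurements.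

A product measurement sees low-weight strings well and high-weight strings badly. If the Bloch vectors of the factors of $\psi$ are independent and uniform on the sphere, the mean of $\mathrm{tr}(\psi P)^2$ is $3^{-w(P)}$. So we should shift mass to high weights. Take product weights $a_P^2=\prod_ib(P_i)$ with $b(I)=x$, $b(\sigma)=y$ for the three others, $x+3y=1$. For a product $\psi=\bigotimes\psi^{(i)}$,
$$\sum_Pa_P^4\,\mathrm{tr}(\psi P)^2=\prod_{i=1}^N\Big(x^2+y^2\sum_\sigma\mathrm{tr}(\psi^{(i)}\sigma)^2\Big)=(x^2+y^2)^N .$$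
Uniform weights $x=y=\frac14$ give $8^{-N}$. Full-weight strings only, $x=0$ and $y=\frac13$, give $9^{-N}$. By Cauchy–Schwarz $1=x+3y\le\sqrt{10}\sqrt{x^2+y^2}$, with equality exactly for $y=3x$. So the best choice is
$$a_P^2=\frac{3^{w(P)}}{10^N},\qquad \sum_Pa_P^2=\frac{(1+9)^N}{10^N}=1,\qquad v=1-10^{-N}\ge0.9, \tag{6}$$
$$\sum_Pa_P^4\,\mathrm{tr}(\psi P)^2=\Big(\frac{1+9}{100}\Big)^N=10^{-N}\quad\text{for every product }\psi. \tag{7}$$

Check for $N=2$. The weights are $\frac1{100}$ once, $\frac3{100}$ six times and $\frac9{100}$ nine times: total $1+18+81=100$ hundredths. For $\psi=|00\rangle\langle00|$, the strings $II,I\sigma_Z,\sigma_ZI,\sigma_Z\sigma_Z$ give $10^{-4}(1+9+9+81)=10^{-2}$. For the Bell state $\frac1{\sqrt2}(|00\rangle+|11\rangle)$, the strings $II,\sigma_X\sigma_X,\sigma_Y\sigma_Y,\sigma_Z\sigma_Z$ give $10^{-4}(1+3\cdot81)=0.0244$. So (7) truly uses that $\psi$ is a product.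

## 7. The factor $N$ lost by matrix Khintchine

It remains to control $\|X_s\|$. If $E\|X_s\|\le\kappa$, take $K=10\kappa$ (so $\delta\le0.1$ by Markov), $\eta=20K\varepsilon$ and $\varepsilon\le1/(40K^2)$. With $q=0.99$, (4) gives
$$2\eta\sqrt{n/10^N}\ge0.9(0.98v-0.099)-0.1v\ge0.6,\qquad\text{so}\qquad n\ge\frac{0.09}{400K^2}\cdot\frac{10^N}{\varepsilon^2}. \tag{8}$$
We need $\kappa$ bounded independently of $N$. The tool at hand is the matrix Khintchine inequality $E\|\sum_js_jA_j\|\le\sqrt{2\ln(2d)}\,\|\sum_jA_j^2\|^{1/2}$ for Hermitian $A_j$. Here $\sum_{P\ne I}a_P^2P^2=vI$, so it yields $\kappa=\sqrt{2(N+1)\ln2}$. By (8) this gives only $n\ge c'\,10^N/(N\varepsilon^2)$, and only for $\varepsilon\le c''/N$. A factor $N$ is lost, and so is the uniform range of $\varepsilon$.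

No argument that uses only $\sum_jA_j^2$ can do better. Let $Z_i$ be $\sigma_Z$ on qubit $i$ and consider $N^{-1/2}\sum_is_iZ_i$: the squares sum to $I$, but the norm is exactly $\sqrt N$, attained on the computational basis vector whose $\sigma_Z$ signs agree with $s$. The $Z_i$ commute. In $X_s$ most of the mass is on strings that anticommute with many others, and that has to be used. The quantity that measures it is the averaged sign
$$\varphi(Q)=\sum_Pa_P^2(-1)^{\langle P,Q\rangle}. \tag{9}$$
For the weights (6) it factorizes: a qubit with $Q_i=I$ contributes $1$, and a qubit with $Q_i\ne I$ contributes $\frac{1+3-3-3}{10}=-\frac15$. So $\varphi(Q)=(-1/5)^{w(Q)}$, which decays fast, and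
$$\sum_Q|\varphi(Q)|=\big(1+\tfrac35\big)^N=1.6^N. \tag{10}$$

## 8. A dimension-free norm bound

**Lemma 1.** Let $a_P\ge0$ with $\sum_Pa_P^2=1$, let $\varphi$ be as in (9) and $S=\sum_Q|\varphi(Q)|$, and assume
$$4^{-N}S^2\le0.8^N. \tag{11}$$
Let $X=\sum_Pa_Pg_PP$ with $g_P$ i.i.d. $N(0,1)$. Then $E\|X\|\le\sqrt{1304}<36.12$. Consequently $E\|X_s\|\le46$ for uniform signs $s$.

For the weights (6), $4^{-N}S^2=(2.56/4)^N=0.64^N\le0.8^N$, so the lemma applies. For the commuting family of Section 7 it does not: $\varphi(Q)=1$ for all $2^N$ strings $Q\in\{I,\sigma_Z\}^{\otimes N}$, so $S\ge2^N$ and $4^{-N}S^2\ge1$.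

The plan is the moment method up to order $2N$. Let $M_p=E\,\tau(X^{2p})$, so $M_0=1$ and $M_1=\sum_Pa_P^2=1$. We show that the $M_p$ nearly satisfy the Catalan recursion $M_p=\sum_{i+j=p-1}M_iM_j$.

**Step 1: integrate by parts.** This expresses $M_p$ through products of lower powers. For polynomials, $E[g_PF(g)]=E[\partial_PF(g)]$. Since $\partial_PX=a_PP$,
$$M_p=\sum_Pa_PE\big[g_P\tau(PX^{2p-1})\big]=\sum_{k+l=2p-2}E\,\tau\Big(\sum_Pa_P^2\,PX^kP\,X^l\Big).$$
From $PQP=(-1)^{\langle P,Q\rangle}Q$ we get $\sum_Pa_P^2PX^kP=\sum_Q\varphi(Q)(X^k)_QQ$, so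
$$M_p=\sum_{k+l=2p-2}\ \sum_Q\varphi(Q)\,E\big[(X^k)_Q(X^l)_Q\big]. \tag{12}$$

**Step 2: compute the means.** We separate each expectation in (12) into a product of means and a covariance. For $Q\ne I$ pick a Pauli string $R$ anticommuting with $Q$. Conjugation by $R$ only changes signs of the $g_P$, so $RXR$ has the law of $X$, and
$$E(X^k)_Q=E\,\tau\big(Q(RXR)^k\big)=E\,\tau(RQR\,X^k)=-E(X^k)_Q,$$
hence $E(X^k)_Q=0$. For $Q=I$ and odd $k$, $E\,\tau(X^k)=0$ because $-X$ has the law of $X$. Moreover $\varphi(I)=1$. If $k=0$ or $l=0$, one factor is deterministic and the covariance vanishes. So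
$$M_p=\sum_{i+j=p-1}M_iM_j+\sum_{\substack{k+l=2p-2\\k,l\ge1}}\ \sum_Q\varphi(Q)\,\mathrm{Cov}\big((X^k)_Q,(X^l)_Q\big). \tag{13}$$

Check. For $p=2$ the only pair is $k=l=1$, with covariance $a_Q^2$, so $M_2=2+\sum_Q\varphi(Q)a_Q^2$. For the weights (6) the sum is $\big(\frac{1-9/5}{10}\big)^N=(-0.08)^N$. Directly, for $N=1$ the eigenvalues of $X$ are $\alpha\pm\beta$ with $\alpha=\sqrt{0.1}\,g_I$ and $\beta^2=0.3(g_X^2+g_Y^2+g_Z^2)$, and $E[\alpha^4+6\alpha^2\beta^2+\beta^4]=0.03+0.54+1.35=1.92=2-0.08$.

**Step 3: a formula for Gaussian covariances.** Let $g'$ be an independent copy of $g$ and $g^{(t)}=tg+\sqrt{1-t^2}\,g'$. For polynomials $F,H$,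
$$\mathrm{Cov}(F(g),H(g))=\int_0^1E\big\langle\nabla F(g),\nabla H(g^{(t)})\big\rangle\,dt. \tag{14}$$
To see this, differentiate for $0<t<1$:
$$\frac d{dt}E[F(g)H(g^{(t)})]=\sum_PE\Big[F(g)\,\partial_PH(g^{(t)})\Big(g_P-\frac t{\sqrt{1-t^2}}\,g'_P\Big)\Big].$$
Integration by parts in $g_P$ turns the first part into $E[\partial_PF(g)\,\partial_PH(g^{(t)})]+t\,E[F(g)\,\partial_P^2H(g^{(t)})]$. In $g'_P$ it turns the second into $-t\,E[F(g)\,\partial_P^2H(g^{(t)})]$. The second-derivative terms cancel. The function $E[F(g)H(g^{(t)})]$ is continuous on $[0,1]$, with value $E[F]E[H]$ at $t=0$ and $E[FH]$ at $t=1$, so integrating gives (14).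

**Step 4: apply it to matrix powers.** Let $X_t$ be built from $g^{(t)}$; it has the law of $X$. By the product rule and cyclicity,
$$\partial_P(X^k)_Q=a_P\sum_{u=0}^{k-1}\tau(QX^uPX^{k-1-u})=a_P\sum_{u=0}^{k-1}(A_u)_P,\qquad A_u=X^{k-1-u}QX^u .$$
Likewise put $B_v=X_t^{l-1-v}QX_t^v$. With the linear map $T(B)=\sum_Pa_P^2B_PP$ we have $\tau(A\,T(B))=\sum_Pa_P^2A_PB_P$, so
$$\mathrm{Cov}\big((X^k)_Q,(X^l)_Q\big)=\int_0^1\sum_{u<k,\ v<l}E\,\tau\big(A_u\,T(B_v)\big)\,dt. \tag{15}$$

**Step 5: $T$ is a strong contraction.** We write $T$ as a signed mixture of Pauli conjugations, with the same function $\varphi$: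
$$T(B)=4^{-N}\sum_R\varphi(R)\,RBR. \tag{16}$$
It is enough to check $B=P$. There the right side is $4^{-N}\sum_R\varphi(R)(-1)^{\langle R,P\rangle}P=4^{-N}\sum_{P'}a_{P'}^2\sum_R(-1)^{\langle R,P'\rangle}(-1)^{\langle R,P\rangle}P=a_P^2P$, by (2). Conjugation by a unitary preserves every $\|\cdot\|_{(r)}$, so $\|T(B)\|_{(r)}\le4^{-N}S\,\|B\|_{(r)}$ for all $r\in[1,\infty]$.

**Step 6: bound the covariances.** Let $h=k+l-2=2p-4$. If $h=0$, then $k=l=1$ and $A_0=B_0=Q$, so $|\tau(A_0T(B_0))|\le4^{-N}S=4^{-N}S\,M_0$. If $h>0$, set $1/r=(k-1)/h$ and $1/r'=(l-1)/h$, which sum to $1$ (if $k=1$, then $r=\infty$). Hölder with exponents $h/(k-1-u)$, $\infty$ and $h/u$, where $h/0$ means $\infty$, gives $\|A_u\|_{(r)}\le\|X\|_{(h)}^{k-1}$; similarly $\|B_v\|_{(r')}\le\|X_t\|_{(h)}^{l-1}$. So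
$$|\tau(A_uT(B_v))|\le4^{-N}S\,\|X\|_{(h)}^{k-1}\|X_t\|_{(h)}^{l-1}.$$
By Hölder for $E$, with the same $r,r'$, and since $X_t$ has the law of $X$, the expectation of this is at most $4^{-N}S\,E\|X\|_{(h)}^h=4^{-N}S\,M_{p-2}$; here $h=2(p-2)$ is even, so $\tau|X|^h=\tau(X^h)$. There are $kl$ pairs $(u,v)$ in (15). Hence in both cases
$$\big|\mathrm{Cov}\big((X^k)_Q,(X^l)_Q\big)\big|\le kl\,4^{-N}S\,M_{p-2}. \tag{17}$$

**Step 7: the perturbed Catalan recursion.** Insert (17) in (13). The sum over $Q$ of $|\varphi(Q)|$ gives a second factor $S$, and $4^{-N}S^2\le0.8^N$ by (11). With $m=2p-2$, $\sum_{k+l=m}kl=\frac{m^3-m}6\le\frac43p^3$. So for $2\le p\le N$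
$$M_p\le\sum_{i+j=p-1}M_iM_j+\theta M_{p-2},\qquad \theta=\tfrac43N^3\,0.8^N\le162,$$
since $x^30.8^x$ is maximal at $x=3/\ln1.25$, with value less than $121.1$. All terms of the sum are nonnegative and one of them is $M_{p-2}M_1=M_{p-2}$, so
$$M_p\le(1+\theta)\sum_{i+j=p-1}M_iM_j .$$
Let $C_p\le4^p$ be the Catalan numbers: $C_0=1$, $C_p=\sum_{i+j=p-1}C_iC_j$. Then $M_p\le(1+\theta)^pC_p$ for $0\le p\le N$. This holds for $p=0,1$, and if it holds below $p$, then $M_p\le(1+\theta)\sum_{i+j=p-1}(1+\theta)^{p-1}C_iC_j=(1+\theta)^pC_p$.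

**Step 8: from moments to the norm.** At order $2N$ the dimension costs only a constant, since $d^{1/2N}=\sqrt2$:
$$E\|X\|\le\big(E\,\mathrm{tr}X^{2N}\big)^{1/2N}=\big(2^NM_N\big)^{1/2N}\le\sqrt{2\cdot163\cdot4}=\sqrt{1304}<36.12 .$$

**Step 9: from Gaussians to signs.** First remove $P=I$. Conditionally on the other $g_P$, the mean of $X$ over $g_I$ is $\sum_{P\ne I}a_Pg_PP$, so by Jensen $E\|\sum_{P\ne I}a_Pg_PP\|\le E\|X\|$. Next write $g_P=s_P|g_P|$ with $s_P$ a uniform sign independent of $|g_P|$, and $E|g_P|=\sqrt{2/\pi}$. Taking the expectation over the $|g_P|$ inside the norm, Jensen gives $\sqrt{2/\pi}\,E\|X_s\|\le E\|\sum_{P\ne I}a_Pg_PP\|$. So $E\|X_s\|\le\sqrt{\pi/2}\cdot36.12<46$. $\square$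

## 9. Proof of Theorem 1

Refine all POVMs to the form (1) with product $\psi_x$, and take the weights (6). By (7), condition (3) holds with $\Gamma=10^N$. By Lemma 1, $E\|X_s\|\le46$; put $K=460$, so $\delta\le0.1$ by Markov. Let $\eta=20K\varepsilon$. For $\varepsilon\le10^{-7}\le1/(40K^2)$ we have $\eta K=20K^2\varepsilon\le\frac12$. Also $2K\varepsilon/\eta=0.1$, so $K\varepsilon/\eta=0.05\le v$. Proposition 1 with $q=0.99$ gives
$$2\eta\sqrt{\frac n{10^N}}\ge(1-\delta)\big[0.99(2v-0.1)-v\big]-\delta v\ge0.9(0.98v-0.099)-0.1v\ge0.782v-0.09\ge0.6,$$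
where the bracket $0.98v-0.099$ is positive and $v\ge0.9$. Therefore
$$n\ge\frac{0.09\cdot10^N}{\eta^2}=\frac{0.09}{400\cdot460^2}\cdot\frac{10^N}{\varepsilon^2}\ge10^{-9}\,\frac{10^N}{\varepsilon^2},$$
since $0.09/(8.464\cdot10^7)>1.06\cdot10^{-9}$. The matching upper bound is fact 1, or Section 4, whose random Pauli settings are a Pauli protocol. $\blacksquare$

## 10. Entanglement inside blocks: the rate $\Gamma/\varepsilon^2$

**Proof of Theorem 2(a).** We repeat the optimization of Section 6 on a block of dimension $D=2^k$. A pure block state satisfies $\sum_{P\ne I}\mathrm{tr}(\psi P)^2=D-1$, so weights $x$ at $I$ and $y$ elsewhere, with $x+(D^2-1)y=1$, give energy $x^2+(D-1)y^2$. By Lagrange multipliers this is minimal when $y=(D+1)x$. So put $a_P^2=\prod_ib_i(P_i)$, where $P_i$ is the restriction of $P$ to block $i$ and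
$$b_i(I)=\frac1{\Gamma_i},\qquad b_i(P_i)=\frac{D_i+1}{\Gamma_i}\quad(P_i\ne I).$$

**Step 1: normalization.** Since $1+(D^2-1)(D+1)=D^3+D^2-D$, each block has total weight $1$. So $\sum_Pa_P^2=1$ and $v=1-1/\Gamma\ge0.9$, because $\Gamma_i\ge10$.

**Step 2: energy.** For a vector that is a product across blocks the sum in (3) factorizes, and each block contributes
$$\Gamma_i^{-2}\big(1+(D+1)^2(D-1)\big)=\Gamma_i^{-2}\big(1+(D+1)(D^2-1)\big)=\Gamma_i^{-1}.$$
So (3) holds, with equality, for $\Gamma=\prod_i\Gamma_i$.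

**Step 3: hypothesis (11).** A block with $Q_i=I$ contributes $1$ to $\varphi$. For $Q_i\ne I$ the signs of all Paulis on the block sum to $0$, so those of the non-identity ones sum to $-1$, and the block contributes $\frac{1-(D+1)}{\Gamma_i}=-\frac1{D^2+D-1}$. Hence
$$S=\prod_i\Big(1+\frac{D_i^2-1}{D_i^2+D_i-1}\Big)=\prod_i\frac{2D_i^2+D_i-2}{D_i^2+D_i-1}.$$
As $4^{-N}=\prod_iD_i^{-2}$, each block contributes $\frac1{D^2}\big(\frac{2D^2+D-2}{D^2+D-1}\big)^2$ to $4^{-N}S^2$. For $k=1$ this is $\frac{1.6^2}4=0.64\le0.8$. For $k\ge2$, the fraction being squared is less than $2$, since $2D^2+D-2<2(D^2+D-1)$; the contribution is below $4/D^2=4^{1-k}\le2^{-k}\le0.8^k$. The product over blocks is at most $0.8^{k_1+\cdots+k_m}=0.8^N$, and Lemma 1 gives $E\|X_s\|\le46$.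

**Step 4: constants.** Take $K=184/\gamma$, so $\delta\le46\gamma/184=\gamma/4\le\frac18$; $\eta=(8K/\gamma)\varepsilon$, so $2K\varepsilon/\eta=\gamma/4$; and $\varepsilon_\gamma=\gamma/(16K^2)$, so $\eta K=8K^2\varepsilon/\gamma\le\frac12$. With $q=\frac12+\gamma$,
$$q\Big(2v-\frac\gamma4\Big)-v=2\gamma v-\frac\gamma8-\frac{\gamma^2}4\ge2\gamma v-\frac\gamma4$$
because $\gamma\le\frac12$. By Proposition 1,
$$(1-\delta)\Big(2\gamma v-\frac\gamma4\Big)\le2\eta\sqrt{\frac n\Gamma}+\delta v .$$
The left side is at least $\frac78\cdot1.8\gamma-\frac\gamma4>1.3\gamma$, and $\delta v\le\gamma/4$. So $2\eta\sqrt{n/\Gamma}\ge\gamma$, and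
$$n\ge\frac{\gamma^2\Gamma}{4\eta^2}=\frac{\gamma^4}{256K^2}\cdot\frac\Gamma{\varepsilon^2},$$
where $K=184/\gamma$ depends only on $\gamma$. $\square$

**Proof of Theorem 2(b).** We repeat Section 4 on each block.

**Step 1: a measurement on one block.** We want a rank-one POVM $\{w_x\psi_x\}$ with
$$\sum_xw_x\,\psi_x\otimes\psi_x=\frac{I+\mathrm{SWAP}}{D+1}. \tag{18}$$
Take a uniformly random basis from $D+1$ mutually unbiased bases, i.e. orthonormal bases with $|\langle e,f\rangle|^2=1/D$ for $e,f$ in different bases; then $w_x=\frac1{D+1}$. These exist for $D=2^k$ (Wootters–Fields, Ann. Phys. 1989) and form a 2-design (Klappenecker–Rötteler, ISIT 2005). The second fact is easy to check. Let $\Sigma=\sum_x\psi_x\otimes\psi_x$ over all $D(D+1)$ vectors. For fixed $x$, $\sum_y\mathrm{tr}(\psi_x\psi_y)^2=1+D\cdot D\cdot D^{-2}=2$, so $\mathrm{tr}\Sigma^2=2D(D+1)$. Also $\mathrm{tr}[\Sigma(I+\mathrm{SWAP})]=2D(D+1)$ and $\mathrm{tr}(I+\mathrm{SWAP})^2=\mathrm{tr}(2I+2\,\mathrm{SWAP})=2D^2+2D$. Hence $\mathrm{tr}(\Sigma-I-\mathrm{SWAP})^2=0$,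 which is (18). For $D=2$ these are the three Pauli bases:
$$\frac13\sum_{\sigma,\pm}\frac{(I\pm\sigma)^{\otimes2}}4=\frac16\Big(3I+\sum_\sigma\sigma\otimes\sigma\Big)=\frac{I+\mathrm{SWAP}}3 .$$

**Step 2: invert.** Multiply (18) by $A\otimes I$ and trace out the first factor:
$$\mathcal F(A)=\sum_xw_x\mathrm{tr}(\psi_xA)\psi_x=\frac{A+\mathrm{tr}(A)I}{D+1},\qquad \mathcal F^{-1}(A)=(D+1)A-\mathrm{tr}(A)I .$$
The second formula is right because $\mathcal F\big((D+1)A-\mathrm{tr}(A)I\big)=\frac{(D+1)A-\mathrm{tr}(A)I+\mathrm{tr}(A)I}{D+1}=A$, the matrix in the argument having trace $(D+1)\mathrm{tr}A-D\,\mathrm{tr}A=\mathrm{tr}A$.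

**Step 3: average.** Measure all blocks with the product POVM. For outcome $(x_1,\dots,x_m)$ set $R=\bigotimes_i\big((D_i+1)\psi_{x_i}-I\big)$. Then $ER=\bigotimes_i\mathcal F_i^{-1}\mathcal F_i(\rho)=\rho$, and always
$$\mathrm{tr}R^2=\prod_i\big((D_i+1)^2-2(D_i+1)+D_i\big)=\prod_i(D_i^2+D_i-1).$$
Let $\hat\rho$ be the average of $n$ independent copies of $R$. Since $d=\prod_iD_i$,
$$E\|\hat\rho-\rho\|_1^2\le d\,E\,\mathrm{tr}(\hat\rho-\rho)^2\le\frac1n\prod_iD_i(D_i^2+D_i-1)=\frac\Gamma n,$$
and Markov gives $\Pr[\|\hat\rho-\rho\|_1\ge\varepsilon]\le\frac\Gamma{n\varepsilon^2}\le0.01$ for $n=\lceil100\,\Gamma/\varepsilon^2\rceil$.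

If the output must be a state, replace $\hat\rho$ by a nearest state in trace norm. By the triangle inequality this at most doubles the error, so $\lceil400\,\Gamma/\varepsilon^2\rceil$ copies suffice. $\blacksquare$
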